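\title{Commutators and quantum gradients in Schatten norms}

\begin{abstract}
The Poisson bracket of two functions on phase space is bounded in $L^p$ by the product of the $L^q$ and $L^r$ norms of their gradients, where $\frac1p=\frac1q+\frac1r$. We prove the quantum counterpart
$\|[A,B]\|_{\mathcal L^p}\le C\hbar\,\|\mathbf D_\hbar A\|_{\mathcal L^q}\|\mathbf D_\hbar B\|_{\mathcal L^r}$
for bounded operators on $L^2(\mathbb R^d)$, in rescaled Schatten norms, where $\mathbf D_\hbar$ collects the commutators with $\nabla$ and $x/(i\hbar)$ and $C$ does not depend on $\hbar$. For $p,q,r\in[1,\infty]$ the inequality holds exactly when $(q,r)$ is not one of $(\infty,\infty)$, $(\infty,1)$, $(1,\infty)$. A Parseval frame reduces the inequality to an estimate for the commutator of a function on a lattice with a matrix; that estimate follows from the known Lipschitz case by a decomposition into the level sets of a maximal function.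
\end{abstract}

\section{Introduction}

\subsection{The question}

Let $\alpha,\beta$ be functions of $z=(x,\xi)\in\mathbb R^{2d}$. Their Poisson bracket $\{\alpha,\beta\}=\nabla_x\alpha\cdot\nabla_\xi\beta-\nabla_\xi\alpha\cdot\nabla_x\beta$ is bounded pointwise by $2|\nabla_z\alpha|\,|\nabla_z\beta|$, and H\"older's inequality gives
\begin{equation}\label{eq:classical}
\|\{\alpha,\beta\}\|_{L^p}\le 2\,\|\nabla_z\alpha\|_{L^q}\|\nabla_z\beta\|_{L^r},\qquad \tfrac1p=\tfrac1q+\tfrac1r,\quad 1\le p,q,r\le\infty,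
\end{equation}
for $\alpha\in W^{1,q}(\mathbb R^{2d})$ and $\beta\in W^{1,r}(\mathbb R^{2d})$. This paper determines when the same inequality holds for operators, with the commutator $[A,B]=AB-BA$ in place of the bracket.

Fix $d\ge1$ and $\hbar>0$, and put $h=2\pi\hbar$. For operators on $L^2(\mathbb R^d)$ the role of the Lebesgue norms is played by the rescaled Schatten norms
\[
\|A\|_{\mathcal L^p}=h^{d/p}\|A\|_{\mathfrak S^p}=h^{d/p}\big(\operatorname{Tr}|A|^p\big)^{1/p},\qquad 1\le p<\infty,
\]
where $|A|=(A^*A)^{1/2}$. The spaces $\mathcal L^\infty=\mathfrak S^\infty$ consist of all bounded operators, with the operator norm. The role of the gradient is played by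
\[
\nabla_xA=[\nabla,A],\qquad\nabla_\xi A=\Big[\frac{x}{i\hbar},A\Big],\qquad \mathbf D_\hbar A=(\nabla_xA,\nabla_\xi A)=(D_kA)_{k=1}^{2d},
\]
where $x$ is multiplication by the position variable, and we set
\[
\|\mathbf D_\hbar A\|_{\mathcal L^q}=\Big\|\Big(\sum_{k=1}^{2d}|D_kA|^2\Big)^{1/2}\Big\|_{\mathcal L^q}.
\]
For bounded $A$ these commutators are sesquilinear forms on the Schwartz space $\mathcal S(\mathbb R^d)$; for instance $\langle f,[x_k,A]g\rangle=\langle x_kf,Ag\rangle-\langle f,Ax_kg\rangle$, with inner products antilinear in the first slot. The condition $\|\mathbf D_\hbar A\|_{\mathcal L^q}<\infty$ means that all $2d$ forms are given by operators in $\mathfrak S^q$; otherwise the norm is $+\infty$.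

The Weyl quantization explains these definitions. For $\alpha\in\mathcal S(\mathbb R^{2d})$ let $\operatorname{Op}_\hbar(\alpha)$ be the operator with integral kernel
\begin{equation}\label{eq:weyl}
K(x,y)=h^{-d}\int_{\mathbb R^d}\alpha\Big(\frac{x+y}2,\xi\Big)e^{i\xi\cdot(x-y)/\hbar}\,d\xi .
\end{equation}
The commutator with $\nabla$ replaces $K$ by $(\nabla_x+\nabla_y)K$, and the commutator with $x$ replaces $K$ by $(x-y)K$. After an integration by parts in $\xi$ this gives $\nabla_x\operatorname{Op}_\hbar(\alpha)=\operatorname{Op}_\hbar(\nabla_x\alpha)$ and $\nabla_\xi\operatorname{Op}_\hbar(\alpha)=\operatorname{Op}_\hbar(\nabla_\xi\alpha)$. Plancherel's theorem gives $\|\operatorname{Op}_\hbar(\alpha)\|_{\mathcal L^2}=\|\alpha\|_{L^2}$, which is the reason for the factor $h^{d/p}$. Finally, $[\operatorname{Op}_\hbar(\alpha),\operatorname{Op}_\hbar(\beta)]$ is $i\hbar\operatorname{Op}_\hbar(\{\alpha,\beta\})$ to leading order in $\hbar$. This suggests the following question, which comes from \cite{Lafleche}: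 \emph{for $1<p,q,r<\infty$ with $\frac1p=\frac1q+\frac1r$, is there a constant $C=C(d,p,q,r)$ such that}
\begin{equation}\label{eq:main}
\|[A,B]\|_{\mathcal L^p}\le C\,\hbar\,\|\mathbf D_\hbar A\|_{\mathcal L^q}\|\mathbf D_\hbar B\|_{\mathcal L^r}
\end{equation}
\emph{for all $\hbar>0$ and all compact operators $A,B$ on $L^2(\mathbb R^d)$?}

The semiclassical expansion does not answer it: its higher terms contain higher derivatives of the symbols, and there is no pointwise inequality to which H\"older's inequality could be applied. Three simple cases show what to expect. If $A=x_k$ (unbounded, but with $\|\mathbf D_\hbar A\|_{\mathcal L^\infty}=1$), then $[A,B]=i\hbar(\nabla_\xi B)_k$ and \eqref{eq:main} with $q=\infty$ holds for every $p=r$. If $\|A\|_{\mathcal L^q}\le\sqrt\hbar\,\|\mathbf D_\hbar A\|_{\mathcal L^q}$ and likewise for $B$, that is, if both operators vary on the phase-space scale $\sqrt\hbar$, then \eqref{eq:main} follows from $\|[A,B]\|_{\mathcal L^p}\le2\|A\|_{\mathcal L^q}\|B\|_{\mathcal L^r}$.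 If $A=u(x)$ is a multiplication operator, then $\mathbf D_\hbar A=(\nabla u(x),0)$, and the following estimate is known: for $p\in(1,\infty)$ there is $c_p$ such that for all $u\in W^{1,\infty}(\mathbb R^d)$ and all operators $B$,
\begin{equation}\label{eq:K}
\|[u(x),B]\|_{\mathcal L^p}\le c_p\,\hbar\,\|\nabla u\|_{L^\infty}\|\nabla_\xi B\|_{\mathcal L^p}.
\end{equation}
This is the case $q=\infty$, $p=r$ of \eqref{eq:main} for a commutative family of operators $A$. Unlike \eqref{eq:classical}, it excludes $p=1$ and $p=\infty$. One therefore expects \eqref{eq:main} to hold for interior exponents and to fail somewhere on the boundary, and \eqref{eq:K} suggests the condition $1<p<\infty$. The first expectation is correct; the condition is weaker.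

\subsection{Results}

\begin{theorem}\label{thm:main}
Let $q,r\in(1,\infty]$, not both $\infty$, and $\frac1p=\frac1q+\frac1r\le1$. There is $C=C(d,q,r)$ such that for all $\hbar>0$ and all bounded (in particular all compact) operators $A,B$ on $L^2(\mathbb R^d)$ with $\|\mathbf D_\hbar A\|_{\mathcal L^q}<\infty$ and $\|\mathbf D_\hbar B\|_{\mathcal L^r}<\infty$,
\[
\|[A,B]\|_{\mathcal L^p}\le C\hbar\,\|\mathbf D_\hbar A\|_{\mathcal L^q}\|\mathbf D_\hbar B\|_{\mathcal L^r}.
\]
\end{theorem}

This contains the case $1<p,q,r<\infty$, so the answer to the question is yes. If one of the gradient norms in \eqref{eq:main} is infinite and the other is positive, there is nothing to prove; if the other is zero, the corresponding operator is a scalar and $[A,B]=0$ (Corollary~\ref{cor:scalar}).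

\begin{theorem}\label{thm:endpoints}
Let $p,q,r\in[1,\infty]$ with $\frac1p=\frac1q+\frac1r$. Inequality \eqref{eq:main} holds with a constant uniform over compact $A,B$ and $\hbar>0$ if and only if $(q,r)\notin\{(\infty,\infty),(\infty,1),(1,\infty)\}$.
\end{theorem}

Let $p'$ be the conjugate exponent of $p$. The triple $(\frac1q,\frac1r,\frac1{p'})$ has nonnegative entries with sum $1$, so it ranges over a closed triangle, and Theorem~\ref{thm:endpoints} says that \eqref{eq:main} fails exactly at the three vertices. In particular $p=1$ is allowed when $1<q,r<\infty$.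

\subsection{The method}

A dilation reduces everything to $\hbar=1$, where the elementary cells of phase space have unit size. A frame of wave packets $\varphi_\lambda$, one for each point $\lambda$ of a lattice in phase space, turns an operator into a matrix whose entry $X_{\lambda\mu}$ links the cell at $\mu$ to the cell at $\lambda$. We write $A=A_0+A_1$, where $A_0$ comes from a diagonal matrix $a$, the values of a smoothed symbol of $A$ on the lattice, and where the remainder satisfies $\|A_1\|_{\mathfrak S^q}\le C\|\mathbf D_1A\|_{\mathfrak S^q}$; similarly $B=B_0+B_1$. The term $[A_1,B_1]$ is handled by H\"older's inequality, and $[A_0,B_0]$ is small because diagonal matrices commute.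

The cross terms carry the difficulty. The matrix $X$ of $B_1$ need not be concentrated near the diagonal: it may link cells that are far apart, and all we know is that the matrices $((\lambda_k-\mu_k)X_{\lambda\mu})$ lie in $\mathfrak S^r$. We have to bound $((a(\lambda)-a(\mu))X_{\lambda\mu})$ in $\mathfrak S^p$ when the discrete gradient of $a$ lies in $\ell^q$. This is Proposition~\ref{prop:lattice}. It is proved in Section~\ref{sec:lattice}, after several cases worked by hand. Section~\ref{sec:frame} constructs the splitting, and Section~\ref{sec:proof} proves Theorem~\ref{thm:main}. The same long-range matrix entries, which have no counterpart in \eqref{eq:classical}, produce the counterexamples of Section~\ref{sec:endpoints}.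

\section{Conventions and tools}\label{sec:tools}

\subsection{Schatten norms}

We write $\|\cdot\|_q$ for the $\mathfrak S^q$ norm of operators and matrices (also between different Hilbert spaces) and for the $\ell^q$ norm of sequences. The two uses agree for a bounded sequence viewed as a diagonal operator, and we always identify the two. We put $\|T\|_q=\infty$ if $T\notin\mathfrak S^q$, and $s'$ is the conjugate exponent of $s$. For $q<\infty$, $\|T\|_q$ is the $\ell^q$ norm of the singular values of $T$. We use H\"older's inequality $\|ST\|_p\le\|S\|_q\|T\|_r$ for $\frac1p=\frac1q+\frac1r\le1$, the identity $\|JTJ^*\|_q=\|T\|_q$ for an isometry $J$, and two consequences. First, H\"older's inequality for $N$ singular values gives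
\begin{equation}\label{eq:rank}
\|T\|_s\le N^{\frac1s-\frac1t}\|T\|_t\qquad\text{if }\operatorname{rank}T\le N\text{ and }1\le s\le t\le\infty .
\end{equation}
Second, let $T_1,\dots,T_D$ be operators and $\mathbf T$ the column with entries $T_k$. Then $\mathbf T^*\mathbf T=\sum_k|T_k|^2$, so $\|\mathbf T\|_q=\|(\sum_k|T_k|^2)^{1/2}\|_q$. Multiplying $\mathbf T$ on the left by a row of scalars $c\in\mathbb C^D$, and writing $\mathbf T$ as a sum of columns with one nonzero entry, we get
\begin{equation}\label{eq:column}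
\Big\|\sum_kc_kT_k\Big\|_q\le|c|\,\Big\|\Big(\sum_k|T_k|^2\Big)^{1/2}\Big\|_q,\qquad\Big\|\Big(\sum_k|T_k|^2\Big)^{1/2}\Big\|_q\le\sum_k\|T_k\|_q .
\end{equation}
So the gradient norm is comparable to the sum of the norms of its components.

Most identities below are proved for matrix elements on a dense subspace. The next lemma converts them into Schatten bounds.

\begin{lemma}[Duality]\label{lem:duality}
Let $T$ be a bounded operator on a Hilbert space, $\mathcal D$ a dense subspace and $1\le q\le\infty$.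
\begin{enumerate}
\item[(a)] If $|\operatorname{Tr}(TF)|\le c\|F\|_{q'}$ for all finite sums $F=\sum_j|g_j\rangle\langle f_j|$ with $f_j,g_j\in\mathcal D$, then $\|T\|_q\le c$.
\item[(b)] If $T=\int T_s\,d\nu(s)$ weakly, with measurable matrix elements and $\|T_s\|_q\le c(s)$, then $\|T\|_q\le\int c\,d|\nu|$.
\item[(c)] The diagonal of $T$ in an orthonormal basis satisfies $\|(T_{\lambda\lambda})_\lambda\|_q\le\|T\|_q$.
\end{enumerate}
\end{lemma}

\begin{proof}
(a) The norm $\|T\|_q$ is the supremum of $|\operatorname{Tr}(TF)|$ over finite-rank $F$ with $\|F\|_{q'}\le1$. Every finite-rank operator is a limit in $\mathfrak S^1$, hence in $\mathfrak S^{q'}$, of operators $F$ as in the statement, and $F\mapsto\operatorname{Tr}(TF)$ is continuous on $\mathfrak S^1$. (b) We have $\operatorname{Tr}(TF)=\sum_j\langle f_j,Tg_j\rangle=\int\operatorname{Tr}(T_sF)\,d\nu(s)$ and $|\operatorname{Tr}(T_sF)|\le c(s)\|F\|_{q'}$. (c) For a finitely supported sequence $u$, $|\sum_\lambda T_{\lambda\lambda}u_\lambda|=|\operatorname{Tr}(Tu)|\le\|T\|_q\|u\|_{q'}$.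
\end{proof}

\subsection{Reduction to $\hbar=1$}

Let $(Uf)(y)=\hbar^{d/4}f(\sqrt\hbar\,y)$, a unitary operator, and $A'=UAU^*$. Since $UxU^*=\sqrt\hbar\,x$ and $U\nabla U^*=\hbar^{-1/2}\nabla$, both halves of the gradient scale in the same way: $U(\mathbf D_\hbar A)U^*=\hbar^{-1/2}\mathbf D_1A'$. Hence $\hbar\|\mathbf D_\hbar A\|_q\|\mathbf D_\hbar B\|_r=\|\mathbf D_1A'\|_q\|\mathbf D_1B'\|_r$, while $\|[A,B]\|_p=\|[A',B']\|_p$. The powers of $h$ cancel in \eqref{eq:main} because $\frac1p=\frac1q+\frac1r$. So the best constant in \eqref{eq:main} is the same for every $\hbar$. \emph{From now on $\hbar=1$}, we use Schatten norms, and $\mathbf D=\mathbf D_1$. Let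
\[
Z=(Z_1,\dots,Z_{2d})=(x_1,\dots,x_d,-i\partial_1,\dots,-i\partial_d).
\]
The components of $\mathbf DA$ are the commutators $[Z_k,A]$ up to order and unimodular factors.

\subsection{Three known estimates}

The proof relies on the following facts. In each, $D\ge1$ is any dimension.
\begin{description}
\item[(K)] For $1<s<\infty$ there is $c_s$ such that $\|[u(x),B]\|_s\le c_s\|\nabla u\|_{L^\infty}\sum_{k=1}^D\|[x_k,B]\|_s$ for $u\in W^{1,\infty}(\mathbb R^D)$ and operators $B$ on $L^2(\mathbb R^D)$. This is \eqref{eq:K} in dimension $D$ with $\hbar=1$, combined with \eqref{eq:column}. We apply it with $D=2d$, to functions on phase space, and only to finite-rank $B$.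
\item[(M)] Macaev's theorem: for $1<s<\infty$ there is $m_s$ such that for every $n$ and every $n\times n$ matrix $Y$, the triangular truncation $(1_{i>j}Y_{ij})$ has $\mathfrak S^s$ norm at most $m_s\|Y\|_s$. (Whether the diagonal is kept is immaterial by Lemma~\ref{lem:duality}(c); reversing the order of the indices gives the upper triangle.)
\item[(Max)] The maximal theorem: let $Q_R(\lambda)=\{\mu\in\mathbb Z^D:|\mu-\lambda|_\infty\le R\}$ and $\mathcal Mg(\lambda)=\sup_{R\in\{0,1,2,\dots\}}\operatorname{avg}_{Q_R(\lambda)}|g|$, where $\operatorname{avg}_Q$ is the average over $Q$. Then $\|\mathcal Mg\|_q\le C_{q,D}\|g\|_q$ for $1<q<\infty$.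
\end{description}

\subsection{Phase-space translations}

For $w=(x,\xi)\in\mathbb R^{2d}$ let $\pi(w)f(y)=e^{i\xi\cdot y}f(y-x)$ and $\tau_wA=\pi(w)A\pi(w)^*$. The product $\pi(w)\pi(w')$ equals $\pi(w+w')$ up to a phase, and $\pi(w)^*$ equals $\pi(-w)$ up to a phase, so $\tau_w\tau_{w'}=\tau_{w+w'}$. Directly from the definition,
\begin{equation}\label{eq:shift}
Z_k\pi(w)=\pi(w)(Z_k+w_k).
\end{equation}
For $\psi,\psi'\in\mathcal S(\mathbb R^d)$ the function $w\mapsto\langle\psi,\pi(w)\psi'\rangle$ is the Fourier transform in $y$ of the Schwartz function $(x,y)\mapsto\overline{\psi(y)}\psi'(y-x)$. Hence, for every $N$,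
\begin{equation}\label{eq:decay}
|\langle\pi(z)\psi,\pi(z')\psi'\rangle|=|\langle\psi,\pi(z'-z)\psi'\rangle|\le C_N(1+|z-z'|)^{-N}.
\end{equation}
The quantum gradient is the generator of $\tau_w$, and $\|\mathbf DA\|_q$ measures how fast $A$ moves in $\mathfrak S^q$ under translations.

\begin{lemma}\label{lem:translation}
Let $A$ be bounded, $w=(x,\xi)$ and $\Gamma_w=\sum_{k=1}^d(x_kZ_{d+k}-\xi_kZ_k)$.
\begin{enumerate}
\item[(a)] For $f,g\in\mathcal S(\mathbb R^d)$, $\frac d{dt}\big|_{t=0}\langle f,\tau_{tw}A\,g\rangle=-i\langle f,[\Gamma_w,A]g\rangle$.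
\item[(b)] If $1\le q\le\infty$ and $\|\mathbf DA\|_q<\infty$, then $\|\tau_wA-A\|_q\le|w|\,\|\mathbf DA\|_q$.
\end{enumerate}
\end{lemma}

\begin{proof}
Let $f_t=\pi(tw)^*f$, that is $f_t(y)=e^{-it\xi\cdot(y+tx)}f(y+tx)$, and define $g_t$ likewise; then $\langle f,\tau_{tw}A\,g\rangle=\langle f_t,Ag_t\rangle$. The $t$-derivative of the exponent is $-i\xi\cdot y-2it\,\xi\cdot x$, and $e^{-it\xi\cdot(y+tx)}x\cdot(\nabla f)(y+tx)=x\cdot\nabla f_t+it\,\xi\cdot x\,f_t$. Since $i\Gamma_w=x\cdot\nabla-i\xi\cdot y$, we get $\frac d{dt}f_t=(i\Gamma_w-it\,\xi\cdot x)f_t$. The purely imaginary scalar $-it\,\xi\cdot x$ enters the two slots of $\langle f_t,Ag_t\rangle$ with opposite signs and cancels, so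
\[
\tfrac d{dt}\langle f,\tau_{tw}A\,g\rangle=\langle i\Gamma_wf_t,Ag_t\rangle+\langle f_t,A\,i\Gamma_wg_t\rangle=-i\langle f_t,[\Gamma_w,A]g_t\rangle .
\]
At $t=0$ this is (a). If $\|\mathbf DA\|_q<\infty$, then $[\Gamma_w,A]$ is an operator with $\|[\Gamma_w,A]\|_q\le|w|\,\|\mathbf DA\|_q$ by \eqref{eq:column}, and integration gives $\tau_wA-A=-i\int_0^1\tau_{tw}([\Gamma_w,A])\,dt$ weakly. Lemma~\ref{lem:duality}(b) gives (b).
\end{proof}

\section{A commutator estimate on a lattice}\label{sec:lattice}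

Fix a wave packet $\varphi$ of norm one and consider $B=|\pi(\lambda)\varphi\rangle\langle\pi(\mu)\varphi|$. By \eqref{eq:shift}, $[Z_k,B]$ equals $(\lambda_k-\mu_k)B$ up to two rank-one terms of norm $\|Z_k\varphi\|$, independent of $\lambda$ and $\mu$. If $A$ has a slowly varying symbol $a$, it acts on $\pi(\lambda)\varphi$ roughly as the number $a(\lambda)$, and $[A,B]$ is roughly $(a(\lambda)-a(\mu))B$. The model for \eqref{eq:main} is thus the following statement about matrices.

Let $D\ge1$. For $a\in\ell^\infty(\mathbb Z^D)$ put $\|\nabla a\|_q=\sum_{j=1}^D\|a(\cdot+e_j)-a\|_q$. For a matrix $X$ indexed by points $\lambda,\mu$ of $\mathbb R^D$ let $[\lambda_j,X]$ be the matrix with entries $(\lambda_j-\mu_j)X_{\lambda\mu}$. The entrywise (Schur) product is written $\circ$, the Schur multiplier with symbol $\omega(\lambda,\mu)$ is the map $X\mapsto\omega\circ X$, and $|\lambda-\mu|$ is the Euclidean distance. In this section $C$ depends only on $D,q,r$.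

\begin{proposition}\label{prop:lattice}
Let $q,r\in(1,\infty]$, not both $\infty$, and $\frac1p=\frac1q+\frac1r\le1$. If $a\in\ell^\infty(\mathbb Z^D)$ has $\|\nabla a\|_q<\infty$ and $X$ is bounded on $\ell^2(\mathbb Z^D)$ with $[\lambda_j,X]\in\mathfrak S^r$ for all $j$, then
\[
\|[a,X]\|_p\le C\,\|\nabla a\|_q\sum_{j=1}^D\|[\lambda_j,X]\|_r .
\]
\end{proposition}

It suffices to prove this for matrices $X$ supported in $\Omega\times\Omega$ with $\Omega\subset\mathbb Z^D$ finite, with $C$ independent of $\Omega$. Indeed, $1_\Omega[a,X]1_\Omega=[a,1_\Omega X1_\Omega]$ and $[\lambda_j,1_\Omega X1_\Omega]=1_\Omega[\lambda_j,X]1_\Omega$ has norm at most $\|[\lambda_j,X]\|_r$. If $F$ has finitely many nonzero entries, then $\operatorname{Tr}([a,X]F)=\operatorname{Tr}(1_\Omega[a,X]1_\Omega F)$ for $\Omega$ large, and Lemma~\ref{lem:duality}(a), with $\mathcal D$ the finitely supported sequences, gives the bound for $X$. From now on all matrices live on a finite set $\Omega$, and $G_j=[\lambda_j,X]$.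

\subsection{A pointwise Lipschitz bound}

The hypothesis controls differences of $a$ between neighbors, whereas $[a,X]$ involves differences between arbitrary points. The maximal function bridges the two.

\begin{lemma}\label{lem:pointwise}
Let $1<q<\infty$ and $\|\nabla a\|_q<\infty$. There is $f:\mathbb Z^D\to[0,\infty)$ with $\|f\|_q\le C\|\nabla a\|_q$ and
\begin{equation}\label{eq:pointwise}
|a(\lambda)-a(\mu)|\le|\lambda-\mu|\,\big(f(\lambda)+f(\mu)\big)\qquad(\lambda,\mu\in\mathbb Z^D).
\end{equation}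
If $a$ is not constant, then $f>0$ everywhere.
\end{lemma}

\begin{proof}
Let $g(\lambda)=\sum_j|a(\lambda+e_j)-a(\lambda)|$, so that $\|g\|_q\le\|\nabla a\|_q$, and let $a_Q=\operatorname{avg}_Qa$.

\emph{Poincar\'e inequality.} Let $Q$ be a cube $Q_R$ and $\nu,\nu'\in Q$. Join $\nu$ to $\nu'$ inside $Q$ by changing the coordinates $1,2,\dots,D$ one after the other, in unit steps. In the $j$-th stage the path uses edges from $y$ to $y+e_j$ with $y=(\nu'_1,\dots,\nu'_{j-1},t,\nu_{j+1},\dots,\nu_D)\in Q$. Given $y$ and $j$, only the $D+1$ coordinates $\nu_1,\dots,\nu_j,\nu'_j,\dots,\nu'_D$ are free, so this edge is used by at most $(2R+1)^{D+1}$ pairs. Summing over $j$ and $y$ gives $\sum_{\nu,\nu'\in Q}|a(\nu)-a(\nu')|\le(2R+1)^{D+1}\sum_Qg$. Dividing by $|Q|^2=(2R+1)^{2D}$,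
\[
\operatorname{avg}_Q|a-a_Q|\le(2R+1)\operatorname{avg}_Qg .
\]

\emph{Telescoping.} If $Q\subset Q'$, then $|a_Q-a_{Q'}|\le\operatorname{avg}_Q|a-a_{Q'}|\le\frac{|Q'|}{|Q|}\operatorname{avg}_{Q'}|a-a_{Q'}|$. Apply this to the cubes centered at $\lambda$ with $R=0,1,2,4,\dots,2^S$. Consecutive cardinalities have ratio at most $3^D$, so
\[
|a(\lambda)-a_{Q_{2^S}(\lambda)}|\le3^D\sum_{i=0}^S(2^{i+1}+1)\,\mathcal Mg(\lambda)\le C2^S\mathcal Mg(\lambda).
\]
Let $\lambda\ne\mu$ and choose $S\ge0$ with $2^{S-1}<|\lambda-\mu|_\infty\le2^S$. Then $Q_{2^S}(\lambda)\subset Q_{2^{S+1}}(\mu)$ with cardinality ratio at most $2^D$, so $|a_{Q_{2^S}(\lambda)}-a_{Q_{2^{S+1}}(\mu)}|\le C2^S\mathcal Mg(\mu)$. Adding the three bounds and using $2^S<2|\lambda-\mu|_\infty\le2|\lambda-\mu|$ gives \eqref{eq:pointwise} with $f=C\mathcal Mg$, and (Max) bounds $\|f\|_q$. If $f$ vanishes at one point, all averages of $g$ around it vanish, so $g\equiv0$ and $a$ is constant.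
\end{proof}

\begin{example}[Hilbert--Schmidt cases]\label{ex:HS}
The $\mathfrak S^2$ norm depends only on the moduli of the entries, so \eqref{eq:pointwise} alone proves Proposition~\ref{prop:lattice} when $p=2$ or $r=2$ (we take $q<\infty$). If $p=2$, then $|[a,X]_{\lambda\mu}|\le(f(\lambda)+f(\mu))\sum_j|(G_j)_{\lambda\mu}|$, hence
\[
\|[a,X]\|_2\le\sum_j\big(\|fG_j\|_2+\|G_jf\|_2\big)\le2\|f\|_q\sum_j\|G_j\|_r .
\]
If $r=2$, then $\frac12=\frac1q+\frac1{p'}$, and for every matrix $K$ the Cauchy--Schwarz inequality gives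
\[
|\operatorname{Tr}([a,X]K)|\le\sum_{\lambda,\mu}|\lambda-\mu|\,|X_{\lambda\mu}|\,(f(\lambda)+f(\mu))|K_{\mu\lambda}|\le\Big(\sum_j\|G_j\|_2^2\Big)^{1/2}\big(\|Kf\|_2+\|fK\|_2\big),
\]
and the last factor is at most $2\|f\|_q\|K\|_{p'}$. For $q=r=2$ this is the case $p=1$.
\end{example}

For other exponents an entrywise inequality says nothing about Schatten norms. What survives of \eqref{eq:pointwise} is that $a$ is Lipschitz on each set $\{f\le L\}$, and for Lipschitz functions we have (K).

\subsection{Lipschitz functions and direction multipliers}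

\begin{lemma}\label{lem:lipschitz}
Let $1<s<\infty$ and let $\Omega\subset\mathbb R^D$ be finite. There is $C_s$, depending only on $s$ and $D$, with the following properties.
\begin{enumerate}
\item[(a)] If $u:\Omega\to\mathbb C$ is $L$-Lipschitz and $Y$ is a matrix on $\Omega$, then $\|[u,Y]\|_s\le C_sL\sum_j\|[\lambda_j,Y]\|_s$.
\item[(b)] Let $\omega_j(\zeta)=\zeta_j/|\zeta|$ for $\zeta\ne0$ and $\omega_j(0)=0$. The Schur multiplier with symbol $\omega_j(\lambda-\mu)$ has norm at most $C_s$ on $\mathfrak S^s(\ell^2(\Omega))$.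
\end{enumerate}
\end{lemma}

\begin{proof}
(a) We realize the points of $\Omega$ as small balls in $\mathbb R^D$. Extend the real and imaginary parts of $u$ to $L$-Lipschitz functions on $\mathbb R^D$ (McShane's extension $y\mapsto\min_{\lambda\in\Omega}(v(\lambda)+L|y-\lambda|)$ of a real function $v$) and truncate them at the heights $\pm\max_\Omega|u|$. This gives $\tilde u\in W^{1,\infty}(\mathbb R^D)$ that is $2L$-Lipschitz and equals $u$ on $\Omega$. Let $\chi_\lambda$ be the $L^2$-normalized indicator function of the ball of radius $\varepsilon$ around $\lambda$, with $\varepsilon$ so small that the balls are disjoint, and let $J:\ell^2(\Omega)\to L^2(\mathbb R^D)$ be the isometry $\delta_\lambda\mapsto\chi_\lambda$. The vector $(x_jJ-J\lambda_j)c=\sum_\lambda c_\lambda(x_j-\lambda_j)\chi_\lambda$ is a sum of functions with disjoint supports and norms at most $\varepsilon|c_\lambda|$, so $\|x_jJ-J\lambda_j\|_\infty\le\varepsilon$. The same argument gives $\|\tilde uJ-Ju\|_\infty\le2L\varepsilon$,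 and also for the complex conjugates; taking adjoints, $\|J^*x_j-\lambda_jJ^*\|_\infty\le\varepsilon$ and $\|J^*\tilde u-uJ^*\|_\infty\le2L\varepsilon$. For $B=JYJ^*$ it follows that
\[
\|[x_j,B]-J[\lambda_j,Y]J^*\|_s\le2\varepsilon\|Y\|_s,\qquad\|[\tilde u,B]-J[u,Y]J^*\|_s\le4L\varepsilon\|Y\|_s .
\]
By (K), $\|[u,Y]\|_s\le4L\varepsilon\|Y\|_s+2Lc_s\sum_j(\|[\lambda_j,Y]\|_s+2\varepsilon\|Y\|_s)$. Let $\varepsilon\to0$.

(b) We write $\omega_j$ as an average of one-dimensional sign functions. Let $\sigma$ be the surface measure on $S^{D-1}$, $c_D=\int|\theta_1|\,d\sigma(\theta)$ and $\operatorname{sgn}0=0$. For a unit vector $e$, split $\theta=(\theta\cdot e)e+\theta^\perp$. The reflection $\theta^\perp\mapsto-\theta^\perp$ shows $\int\theta\operatorname{sgn}(\theta\cdot e)\,d\sigma=e\int|\theta\cdot e|\,d\sigma=c_De$. Thus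
\[
\omega_j(\zeta)=c_D^{-1}\int_{S^{D-1}}\theta_j\operatorname{sgn}(\theta\cdot\zeta)\,d\sigma(\theta).
\]
For almost every $\theta$ the numbers $\theta\cdot\lambda$, $\lambda\in\Omega$, are distinct. Order $\Omega$ by these numbers; the multiplier $\operatorname{sgn}(\theta\cdot(\lambda-\mu))$ is then the difference of the strictly lower and the strictly upper triangular truncations, of norm at most $2m_s$ by (M). Integrating against $c_D^{-1}|\theta_j|\,d\sigma$ gives the bound $2m_s$.
\end{proof}

\begin{example}[One level]\label{ex:onelevel}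
Suppose $a$ is $L$-Lipschitz and vanishes outside a set $\Omega_0$ of $N$ points, and $1<q<\infty$. A typical case is the tent $a(\lambda)=L(\rho-|\lambda|_\infty)_+$ with an integer $\rho\ge1$: here $N=(2\rho-1)^D$, and $|a(\lambda+e_1)-a(\lambda)|=L$ whenever $|\lambda|_\infty=\lambda_1<\rho$, which happens for $\sum_{t<\rho}(2t+1)^{D-1}\ge cN$ points, so $LN^{1/q}\le C\|\nabla a\|_q$. The bound to prove is $\|[a,X]\|_p\le CLN^{1/q}\sum_j\|G_j\|_r$.

If $1<r<\infty$, note that $[a,X]=aX-Xa$ has rank at most $2N$. By \eqref{eq:rank} and Lemma~\ref{lem:lipschitz}(a), $\|[a,X]\|_p\le(2N)^{1/q}\|[a,X]\|_r\le C_rL(2N)^{1/q}\sum_j\|G_j\|_r$. This includes $p=1$.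

If $r=\infty$, then $p=q$, and we use the rank before the commutator estimate instead of after it. Let $\chi=1_{\Omega_0}$. Since $a$ vanishes off $\Omega_0$, $[a,X]=[a,\chi X]+[a,(1-\chi)X\chi]$. Now $[\lambda_j,\chi X]=\chi G_j$ has rank at most $N$, so $\|[a,\chi X]\|_q\le C_qL\sum_j\|\chi G_j\|_q\le C_qLN^{1/q}\sum_j\|G_j\|_\infty$. The second term is the same with $(1-\chi)G_j\chi$.
\end{example}

The example contains the mechanism: the Lipschitz constant gives $L$, the rank gives $N^{1/q}$, and when $q<\infty$ the exponent $s$ at which (K) is applied may be chosen anywhere between $p$ and $r$, in particular away from $1$ and $\infty$.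

\subsection{Level sets and the block estimate}

Let $1<q<\infty$ and let $a$ be nonconstant, with $f>0$ from Lemma~\ref{lem:pointwise}. For $k\in\mathbb Z$ put
\[
\Omega_k=\{\lambda\in\Omega:2^{k-1}<f(\lambda)\le2^k\},\qquad\Omega_{\le k}=\{\lambda\in\Omega:f(\lambda)\le2^k\},\qquad N_k=\#\Omega_k .
\]
The finitely many nonempty sets $\Omega_k$ partition $\Omega$, and only these $k$ are kept in the sums below. By \eqref{eq:pointwise}, $a$ is $2^{k+1}$-Lipschitz on $\Omega_{\le k}$, and
\begin{equation}\label{eq:levels}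
\sum_k2^{kq}N_k\le2^q\|f\|_q^q .
\end{equation}
Assigning each entry $(\lambda,\mu)$ to the higher of the levels of $\lambda$ and $\mu$, we can treat each level as in Example~\ref{ex:onelevel}. The triangle inequality then produces $\sum_k2^kN_k^{1/q}$, which is too large: if $N_k\approx2^{-kq}$ for $-n\le k\le-1$, this sum is of order $n$ while the left side of \eqref{eq:levels} to the power $1/q$ is of order $n^{1/q}$. To recover the loss we also cut $G_j$ and the dual matrix into pieces with comparable singular values, and exploit the freedom in the exponents. A piece of $G_j$ is no longer the commutator of $\lambda_j$ with a common matrix $X$, so we first express $[a,X]$ as a linear function of the $G_j$ that makes sense for arbitrary matrices. For $1\le l\le D$ and a matrix $H$ on $\Omega$ let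
\[
\mathcal I_l(H)_{\lambda\mu}=\frac{\lambda_l-\mu_l}{|\lambda-\mu|^2}H_{\lambda\mu}\quad(\lambda\ne\mu),\qquad\mathcal I_l(H)_{\lambda\lambda}=0,\qquad Y_l(H)=[a,\mathcal I_l(H)].
\]
Since $\sum_l(\lambda_l-\mu_l)^2=|\lambda-\mu|^2$, the matrix $\sum_l\mathcal I_l(G_l)$ is the off-diagonal part of $X$. The diagonal part commutes with $a$, so
\begin{equation}\label{eq:represent}
[a,X]=\sum_{l=1}^DY_l(G_l),\qquad\text{and}\qquad[\lambda_j,\mathcal I_l(H)]=\omega_j\omega_l\circ H .
\end{equation}
The second identity is where Lemma~\ref{lem:lipschitz}(b) enters. Fix $l$, write $Y=Y_l$, and split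
\[
Y(H)=\sum_k\big(Y_k'(H)+Y_k''(H)\big),\qquad Y_k'(H)=1_{\Omega_k}Y(H)1_{\Omega_{\le k}},\qquad Y_k''(H)=1_{\Omega_{\le k-1}}Y(H)1_{\Omega_k}.
\]
An entry $(\lambda,\mu)$ belongs to $Y'_k$ if $\lambda$ has level $k$ and $\mu$ has level at most $k$, and to $Y_k''$ if $\mu$ has level $k$ and $\lambda$ has a lower level. Let
\[
\Theta_k(H,K)=|\operatorname{Tr}(Y_k'(H)K)|+|\operatorname{Tr}(Y_k''(H)K)|,
\]
which is subadditive in $H$ and in $K$, with $|\operatorname{Tr}(Y(H)K)|\le\sum_k\Theta_k(H,K)$.

\begin{lemma}[Block estimate]\label{lem:block}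
Let $\theta_1,\theta_2,\theta_3\ge0$ with $\theta_1+\theta_2+\theta_3=1$ and $\theta_2,\theta_3<1$. There is $C_\theta$, depending only on $\theta$ and $D$, such that for all $k$ and all matrices $H,K$ on $\Omega$,
\[
\Theta_k(H,K)\le C_\theta\,2^kN_k^{\theta_1}\,\|H\|_{1/\theta_2}\|K\|_{1/\theta_3}\qquad(1/0:=\infty).
\]
\end{lemma}

\begin{proof}
Choose $s\in(1,\infty)$ with $\theta_2\le\frac1s\le1-\theta_3$: take $\frac1s=\theta_2$ if $\theta_2>0$ and $\frac1s=\frac12(1-\theta_3)$ if $\theta_2=0$. This is possible exactly because $\theta_2,\theta_3<1$. Schur multipliers commute with restriction to blocks, so $Y_k'(H)=[a,\mathcal I_l(H')]$ with $H'=1_{\Omega_k}H1_{\Omega_{\le k}}$. This is a commutator of matrices on $\Omega_{\le k}$, where $a$ is $2^{k+1}$-Lipschitz. Lemma~\ref{lem:lipschitz}(a), then \eqref{eq:represent} and Lemma~\ref{lem:lipschitz}(b) twice, give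
\[
\|Y_k'(H)\|_s\le C_s2^{k+1}\sum_j\|\omega_j\omega_l\circ H'\|_s\le2DC_s^3\,2^k\,\|1_{\Omega_k}H\|_s .
\]
Since $Y_k'=1_{\Omega_k}Y_k'$, we have $\operatorname{Tr}(Y_k'(H)K)=\operatorname{Tr}(Y_k'(H)K1_{\Omega_k})$, whose modulus is at most $2DC_s^3\,2^k\|1_{\Omega_k}H\|_s\|K1_{\Omega_k}\|_{s'}$. For $Y_k''$ take $H''=1_{\Omega_{\le k-1}}H1_{\Omega_k}$, which also lives on $\Omega_{\le k}$, and use $Y_k''=Y_k''1_{\Omega_k}$; the bound is $2DC_s^3\,2^k\|H1_{\Omega_k}\|_s\|1_{\Omega_k}K\|_{s'}$. The four matrices $1_{\Omega_k}H$, $H1_{\Omega_k}$, $1_{\Omega_k}K$, $K1_{\Omega_k}$ have rank at most $N_k$. Since $\frac1s\ge\theta_2$ and $\frac1{s'}\ge\theta_3$, inequality \eqref{eq:rank} bounds each product of norms by $N_k^{(1/s-\theta_2)+(1/s'-\theta_3)}\|H\|_{1/\theta_2}\|K\|_{1/\theta_3}$, and the exponent is $1-\theta_2-\theta_3=\theta_1$.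
\end{proof}

\subsection{Summation}

Suppose $H$ has $R$ nonzero singular values, all at most $2^m$, and $K$ has $S$, all at most $2^n$. Lemma~\ref{lem:block} then gives $\Theta_k\le C_\theta2^{k+m+n}N_k^{\theta_1}R^{\theta_2}S^{\theta_3}$ for a whole range of $\theta$. Moving weight from the largest of the three cardinalities to the smallest improves the bound unless they are comparable. The next lemma shows that this gain is enough.

\begin{lemma}\label{lem:sum}
Let $J\ge2$, $\varepsilon>0$ and $\theta_1,\dots,\theta_J\in(0,1)$ with sum $1$. For each $i$ let $I_i\subset\mathbb Z$ be finite and $N_i:I_i\to[1,\infty)$. For $\mathbf k=(k_1,\dots,k_J)$ put $\Delta(\mathbf k)=\max_{i,i'}|\log_2N_i(k_i)-\log_2N_{i'}(k_{i'})|$. Then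
\[
\sum_{\mathbf k\in I_1\times\dots\times I_J}2^{-\varepsilon\Delta(\mathbf k)}\prod_{i=1}^J2^{k_i}N_i(k_i)^{\theta_i}\le C(J,\varepsilon)\prod_{i=1}^J\Big(\sum_{k\in I_i}2^{k/\theta_i}N_i(k)\Big)^{\theta_i}.
\]
\end{lemma}

\begin{proof}
Group the indices by the size of the cardinality: for $\nu\in\mathbb Z$ let $\alpha_i(\nu)$ be the sum of $2^kN_i(k)^{\theta_i}$ over those $k\in I_i$ with $2^\nu\le N_i(k)<2^{\nu+1}$. If the group is nonempty and $\bar k$ is its largest element, the geometric series gives $\alpha_i(\nu)\le2^{\bar k+1}2^{(\nu+1)\theta_i}\le4\cdot2^{\bar k}N_i(\bar k)^{\theta_i}$. Different $\nu$ have different $\bar k$, so $\|\alpha_i\|_{1/\theta_i}\le4(\sum_k2^{k/\theta_i}N_i(k))^{\theta_i}$. If $k_i$ lies in the group $\nu_i$ for each $i$, then $\Delta(\mathbf k)\ge\max_i|\nu_i-\nu_1|-1\ge\frac1{J-1}\sum_{i\ge2}|\nu_i-\nu_1|-1$. Writing $\nu_i=\nu+j_i$ with $\nu=\nu_1$, the left side of the lemma is at most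
\[
2^\varepsilon\sum_{j_2,\dots,j_J\in\mathbb Z}2^{-\frac\varepsilon{J-1}(|j_2|+\dots+|j_J|)}\sum_\nu\alpha_1(\nu)\prod_{i\ge2}\alpha_i(\nu+j_i).
\]
The inner sum is at most $\prod_i\|\alpha_i\|_{1/\theta_i}$ by H\"older's inequality, and the outer sum converges.
\end{proof}

\begin{proof}[Proof of Proposition~\ref{prop:lattice}]
\emph{Case $q=\infty$.} Then $1<p=r<\infty$. Changing one coordinate at a time, $|a(\lambda)-a(\mu)|\le\sum_j|\lambda_j-\mu_j|\,\|a(\cdot+e_j)-a\|_\infty\le|\lambda-\mu|\,\|\nabla a\|_\infty$, and Lemma~\ref{lem:lipschitz}(a) with $s=r$ applies.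

\emph{Case $q<\infty$.} If $a$ is constant, $[a,X]=0$. Otherwise, by \eqref{eq:represent}, duality for finite matrices and $\|f\|_q\le C\|\nabla a\|_q$, it suffices to prove
\begin{equation}\label{eq:trilinear}
\sum_k\Theta_k(H,K)\le C\|f\|_q\|H\|_r\|K\|_{p'}
\end{equation}
for all $H,K$. Let $\theta^*=(\frac1q,\frac1r,\frac1{p'})$. Its entries have sum $1$ and $\theta_1^*\in(0,1)$, so $\theta_2^*,\theta_3^*<1$ and at most one of them vanishes. From a singular value decomposition $H=\sum_is_i|u_i\rangle\langle v_i|$ let $H_m$ be the sum of the terms with $2^{m-1}<s_i\le2^m$ and $R_m$ its rank. Define $K_n$ and $S_n$ from $K$ in the same way, and keep only the nonzero pieces. Then $H=\sum_mH_m$, $K=\sum_nK_n$, and for $0<\theta\le1$,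
\begin{equation}\label{eq:pieces}
\|H_m\|_{1/\theta}\le2^mR_m^\theta,\qquad\Big(\sum_m2^{m/\theta}R_m\Big)^\theta\le2\|H\|_{1/\theta},
\end{equation}
with the same bounds for $K_n,S_n$.

\emph{Subcase $r<\infty$, $p>1$.} All entries of $\theta^*$ lie in $(0,1)$. Fix $\varepsilon=\varepsilon(q,r)>0$ so small that this remains true for the six points $\theta^*+\varepsilon v$ with $v=\pm(1,-1,0),\pm(0,1,-1),\pm(1,0,-1)$. Lemma~\ref{lem:block} and \eqref{eq:pieces} at such a point give the bound at $\theta^*$ multiplied by the ratio of two of the numbers $N_k,R_m,S_n$ to the power $\varepsilon$, and every ordered pair occurs. Choosing the smallest over the largest,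
\[
\Theta_k(H_m,K_n)\le C\,2^{-\varepsilon\Delta}\;2^kN_k^{1/q}\;2^mR_m^{1/r}\;2^nS_n^{1/p'},
\]
where $\Delta$ is the largest difference between two of $\log_2N_k,\log_2R_m,\log_2S_n$. Sum over $k,m,n$ with Lemma~\ref{lem:sum} for $J=3$; then \eqref{eq:levels} and \eqref{eq:pieces} give \eqref{eq:trilinear}.

\emph{Subcase $r=\infty$.} Then $q=p\in(1,\infty)$ and $\theta^*=(\frac1q,0,\frac1{q'})$. We do not decompose $H$. Lemma~\ref{lem:block} at $\theta^*\pm\varepsilon(1,0,-1)$, with $\varepsilon<\min(\frac1q,\frac1{q'})$, gives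
\[
\Theta_k(H,K_n)\le C\|H\|_\infty\,2^{-\varepsilon|\log_2N_k-\log_2S_n|}\;2^kN_k^{1/q}\;2^nS_n^{1/q'},
\]
and Lemma~\ref{lem:sum} for $J=2$ gives \eqref{eq:trilinear}.

\emph{Subcase $p=1$.} Then $r=q'\in(1,\infty)$ and $\theta^*=(\frac1q,\frac1r,0)$. We do not decompose $K$. Lemma~\ref{lem:block} at $\theta^*\pm\varepsilon(1,-1,0)$, with $\varepsilon<\min(\frac1q,\frac1r)$, gives
\[
\Theta_k(H_m,K)\le C\|K\|_\infty\,2^{-\varepsilon|\log_2N_k-\log_2R_m|}\;2^kN_k^{1/q}\;2^mR_m^{1/r},
\]
and Lemma~\ref{lem:sum} for $J=2$ gives \eqref{eq:trilinear}. In each subcase Lemma~\ref{lem:block} was used for finitely many $\theta$ determined by $q$ and $r$.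
\end{proof}

\begin{remark}
The hypothesis $q>1$ is used in (Max) and to make room for $\varepsilon$. For $q<\infty$ the remaining conditions on $r$ follow from $\frac1q+\frac1r\le1$. For $q=\infty$ there is no rank to trade, (K) is applied with $s=r$ itself, and $1<r<\infty$ is needed; Lemma~\ref{lem:matrices} shows that Lemma~\ref{lem:lipschitz}(a) is false for $s\in\{1,\infty\}$.
\end{remark}

\section{Discretizing phase space}\label{sec:frame}

From now on $D=2d$, and $C$ depends only on $d,q,r$.

\subsection{A Parseval frame}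

Fix a real $\varphi\in C_c^\infty((-1,1)^d)$ with $\sum_{m\in\mathbb Z^d}\varphi(y-m)^2=1$ for all $y$; for instance $\varphi=\eta\,(\sum_m\eta(\cdot-m)^2)^{-1/2}$ with $\eta\in C_c^\infty((-1,1)^d)$ nonnegative and positive on $[-\frac12,\frac12]^d$. Integrating over the unit cube gives $\|\varphi\|=1$. Let
\[
\Lambda=\mathbb Z^d\times\pi\mathbb Z^d,\qquad\mathcal Q=[0,1)^d\times[0,\pi)^d,\qquad\varphi_z=2^{-d/2}\pi(z)\varphi\quad(z\in\mathbb R^D).
\]
The translates of $\mathcal Q$ by $\Lambda$ tile $\mathbb R^D$, and $|\mathcal Q|=\pi^d$. The frequencies $\pi\mathbb Z^d$ are matched to the support of $\varphi$: the functions $2^{-d/2}e^{i\pi n\cdot y}$, $n\in\mathbb Z^d$, form an orthonormal basis of $L^2$ of each cube $m+(-1,1)^d$. For $\psi\in C_c^\infty((-1,1)^d)$, the number $\langle\pi(m,\pi n)\psi,f\rangle$ is $2^{d/2}$ times a Fourier coefficient of $\overline{\psi(\cdot-m)}f$ on that cube, so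
\begin{equation}\label{eq:frame}
\sum_{\lambda\in\Lambda}|\langle\pi(\lambda)\psi,f\rangle|^2=2^d\sum_{m\in\mathbb Z^d}\int|\psi(y-m)|^2|f(y)|^2\,dy .
\end{equation}
For $s\in\mathbb R^D$ define $V_s:L^2(\mathbb R^d)\to\ell^2(\Lambda)$ by $(V_sf)_\lambda=\langle\varphi_{\lambda+s},f\rangle$, so that $V_s^*\delta_\lambda=\varphi_{\lambda+s}$. Since $\pi(\lambda+s)$ is $\pi(s)\pi(\lambda)$ up to a phase, \eqref{eq:frame} with $\psi=\varphi$ applied to $\pi(s)^*f$ shows that $V_s$ is an isometry: $V_s^*V_s=1$. One says that $(\varphi_{\lambda+s})_\lambda$ is a Parseval frame. Write $V=V_0$ and $P=VV^*$, the orthogonal projection onto the range of $V$, so $PV=V$. The map $A\mapsto VAV^*$ preserves products and all Schatten norms, but its image consists only of the matrices $X=PXP$, and $P$ does not commute with diagonal matrices. The noncommutativity of phase space now resides in $P$.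

Let $\psi^k_\lambda=2^{-d/2}\pi(\lambda)Z_k\varphi$ and $(E_kf)_\lambda=\langle\psi^k_\lambda,f\rangle$. As $Z_k\varphi\in C_c^\infty((-1,1)^d)$, \eqref{eq:frame} shows that $E_k$ is bounded, and $E_k^*\delta_\lambda=\psi_\lambda^k$. By \eqref{eq:shift} and the symmetry of $Z_k$ on $\mathcal S$,
\begin{equation}\label{eq:intertwine}
Z_k\varphi_\lambda=\lambda_k\varphi_\lambda+\psi^k_\lambda,\qquad VZ_kf=\lambda_kVf+E_kf\quad(f\in\mathcal S(\mathbb R^d)),
\end{equation}
where $\lambda_k$ also denotes multiplication by the $k$-th coordinate on $\Lambda$. In particular $\lambda_kVf\in\ell^2(\Lambda)$. Thus $V$ carries $Z_k$ to a diagonal operator up to a bounded error. The matrices $P$, $M_k=E_kV^*$ and $V_sV^*$ have entries $\langle\varphi_\lambda,\varphi_\mu\rangle$, $\langle\psi^k_\lambda,\varphi_\mu\rangle$ and $\langle\varphi_{\lambda+s},\varphi_\mu\rangle$. By \eqref{eq:decay}, there is $\gamma_0=\gamma_0(d)$ such that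
\begin{equation}\label{eq:offdiag}
|W_{\lambda\mu}|\le\gamma_0(1+|\lambda-\mu|)^{-D-2}\quad\text{for }W\in\{P,M_1,\dots,M_D\}\cup\{V_sV^*:s\in\mathcal Q\},
\end{equation}
uniformly in $s$ because $\mathcal Q$ is bounded.

\subsection{The smoothed symbol}

Let $\Pi_z=|\pi(z)\varphi\rangle\langle\pi(z)\varphi|=\tau_z\Pi_0$. For bounded $A$ the expectation value
\[
a(z)=\langle\pi(z)\varphi,A\pi(z)\varphi\rangle=\operatorname{Tr}(A\Pi_z)
\]
is a continuous function on $\mathbb R^D$ with $|a|\le\|A\|_\infty$; we call it the smoothed symbol of $A$. We want to compare $A$ with the operator $V^*aV$ built from the values of $a$ on $\Lambda$. All we know about $A$ is how it moves under translations, and a single lattice breaks translation invariance. We therefore pass through the average over all shifted lattices,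
\[
\mathcal T(F)=(2\pi)^{-d}\int_{\mathbb R^D}F(z)\,\Pi_z\,dz,\qquad F\in L^\infty(\mathbb R^D),
\]
which for $F=a$ turns out to be an average of translates of $A$.

\begin{lemma}\label{lem:toeplitz}
\begin{enumerate}
\item[(a)] The weak integral $\mathcal T(F)$ converges, $\mathcal T(1)=1$, $\|\mathcal T(F)\|_\infty\le\|F\|_{L^\infty}$ and $\tau_w\mathcal T(F)=\mathcal T(F(\cdot-w))$.
\item[(b)] If $F$ is bounded and continuous and $F_s=(F(\lambda+s))_{\lambda\in\Lambda}$, then $\mathcal T(F)=|\mathcal Q|^{-1}\int_{\mathcal Q}V_s^*F_sV_s\,ds$ weakly.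
\item[(c)] Let $\kappa(w)=(2\pi)^{-d}|\langle\varphi,\pi(w)\varphi\rangle|^2$. Then $\kappa\ge0$, $\int\kappa=1$, $\int|w|\kappa(w)\,dw<\infty$, and for every bounded $A$ with smoothed symbol $a$,
\[
\mathcal T(a)=\int\kappa(w)\,\tau_wA\,dw\quad\text{weakly}.
\]
\end{enumerate}
\end{lemma}

\begin{proof}
(a) Integrating $\|V_sf\|^2=\|f\|^2$ over $s\in\mathcal Q$ gives $2^{-d}\int|\langle\pi(z)\varphi,f\rangle|^2dz=\pi^d\|f\|^2$. By the Cauchy--Schwarz inequality $(2\pi)^{-d}\int|\langle f,\Pi_zg\rangle|\,dz\le\|f\|\|g\|$, which gives convergence and the norm bound; polarization gives $\mathcal T(1)=1$. The last identity follows from $\tau_w\Pi_z=\Pi_{z+w}$.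

(b) We have $\langle f,V_s^*F_sV_sg\rangle=2^{-d}\sum_\lambda F(\lambda+s)\langle f,\Pi_{\lambda+s}g\rangle$. Integrate over $\mathcal Q$, use the tiling, and note $2^{-d}\pi^{-d}=(2\pi)^{-d}$.

(c) The properties of $\kappa$ follow from the identity in the proof of (a) with $f=\varphi$, and from \eqref{eq:decay}. For the formula we use the Weyl quantization $\operatorname{Op}=\operatorname{Op}_1$ of \eqref{eq:weyl}. It is a bijection from $\mathcal S(\mathbb R^D)$ onto the operators with Schwartz kernel, being a partial Fourier transform composed with a linear change of variables. It satisfies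
\[
\tau_w\operatorname{Op}(\beta)=\operatorname{Op}(\beta(\cdot-w)),\qquad\operatorname{Tr}(\operatorname{Op}(\alpha)\operatorname{Op}(\beta))=(2\pi)^{-d}\int\alpha\beta .
\]
The first identity holds because $\tau_w$, for $w=(x_0,\xi_0)$, replaces a kernel $K(x,y)$ by $e^{i\xi_0\cdot(x-y)}K(x-x_0,y-x_0)$; the second is Plancherel's theorem in the variable $x-y$. For $f,g\in\mathcal S(\mathbb R^d)$ let $\omega$ be the symbol of $|g\rangle\langle f|$, so that $\langle f,\operatorname{Op}(\beta)g\rangle=(2\pi)^{-d}\int\beta\omega$. By Fubini's theorem,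
\begin{equation}\label{eq:convolve}
\int\nu(w)\,\tau_w\operatorname{Op}(\beta)\,dw=\operatorname{Op}(\nu*\beta)\qquad(\nu,\beta\in\mathcal S(\mathbb R^D)).
\end{equation}
Let $\Pi_0=\operatorname{Op}(\rho)$ and $\check\rho(y)=\rho(-y)$. If $A=\operatorname{Op}(\alpha)$ with $\alpha\in\mathcal S$, then $a(z)=(2\pi)^{-d}\int\alpha(y)\rho(y-z)\,dy=(2\pi)^{-d}(\alpha*\check\rho)(z)$, a Schwartz function. The choice $A=\Pi_0$, whose smoothed symbol is $(2\pi)^d\kappa$, gives $\kappa=(2\pi)^{-2d}\rho*\check\rho$. Using \eqref{eq:convolve} twice,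
\[
\mathcal T(a)=(2\pi)^{-d}\operatorname{Op}(a*\rho)=(2\pi)^{-2d}\operatorname{Op}(\alpha*\check\rho*\rho)=\operatorname{Op}(\kappa*\alpha)=\int\kappa(w)\,\tau_wA\,dw .
\]
For a general bounded $A$ let $P_n$ be the projection onto the span of the first $n$ Hermite functions and $A_n=P_nAP_n$. Then $A_n$ has a Schwartz kernel, $A_n\to A$ strongly, $\|A_n\|_\infty\le\|A\|_\infty$, and the smoothed symbols $a_n$ tend to $a$ pointwise with $|a_n|\le\|A\|_\infty$. Take matrix elements $\langle f,\cdot\,g\rangle$ of both sides of the formula for $A_n$. Dominated convergence applies, with dominating functions $\|A\|_\infty|\langle f,\Pi_zg\rangle|$ on the left and $\|A\|_\infty\|f\|\|g\|\kappa(w)$ on the right.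
\end{proof}

\begin{corollary}\label{cor:scalar}
If $A$ is bounded and $\|\mathbf DA\|_q=0$ for some $q$, then $A$ is a multiple of the identity (hence $0$ if $A$ is compact).
\end{corollary}

\begin{proof}
By Lemma~\ref{lem:translation}(b), $\tau_wA=A$ for all $w$. Then $a(z)=\langle\varphi,\tau_{-z}A\,\varphi\rangle$ is constant, and Lemma~\ref{lem:toeplitz} gives $A=\int\kappa(w)\tau_wA\,dw=\mathcal T(a)=a(0)\mathcal T(1)=a(0)$.
\end{proof}

\subsection{The splitting}

For bounded $A$ with smoothed symbol $a$ let $a_s=(a(\lambda+s))_{\lambda\in\Lambda}$. As a diagonal operator on $\ell^2(\Lambda)$, the letter $a$ means $a_0$. Put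
\[
A_0=V^*aV,\qquad A_1=A-A_0 .
\]

\begin{lemma}\label{lem:split}
Let $1\le q\le\infty$ and let $A$ be bounded with $\|\mathbf DA\|_q<\infty$.
\begin{enumerate}
\item[(1)] $\|a_{s+w}-a_s\|_q\le2^d|w|\,\|\mathbf DA\|_q$ for all $s,w\in\mathbb R^D$.
\item[(2)] If $|W_{\lambda\mu}|\le\gamma(1+|\lambda-\mu|)^{-D-2}$, then $\|[a,W]\|_q\le C\gamma\|\mathbf DA\|_q$.
\item[(3)] $\|A_1\|_q\le C\|\mathbf DA\|_q$.
\item[(4)] $\|[Z_k,A_0]\|_q\le C\|\mathbf DA\|_q$ and $\|[Z_k,A_1]\|_q\le C\|\mathbf DA\|_q$.
\item[(5)] The matrix $X=VA_1V^*$ satisfies $\|[\lambda_k,X]\|_q\le C\|\mathbf DA\|_q$.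
\end{enumerate}
\end{lemma}

\begin{proof}
(1) Since $\pi(\lambda+s+w)$ is $\pi(w)\pi(\lambda+s)$ up to a phase and $\pi(w)^*A\pi(w)=\tau_{-w}A$,
\[
a(\lambda+s+w)-a(\lambda+s)=2^d\langle\varphi_{\lambda+s},(\tau_{-w}A-A)\varphi_{\lambda+s}\rangle ,
\]
which is $2^d$ times the diagonal of $V_s(\tau_{-w}A-A)V_s^*$. Apply Lemma~\ref{lem:duality}(c) and Lemma~\ref{lem:translation}(b).

(2) The entries of $[a,W]$ are $(a(\lambda)-a(\mu))W_{\lambda\mu}$. For $u\in\Lambda$, keep the entries with $\mu=\lambda+u$. The resulting matrix is the diagonal matrix $((a(\lambda)-a(\lambda+u))W_{\lambda,\lambda+u})_\lambda$ times a unitary shift, so by (1) its $\mathfrak S^q$ norm is at most $\gamma(1+|u|)^{-D-2}2^d|u|\,\|\mathbf DA\|_q$. These bounds are summable over the $D$-dimensional lattice $\Lambda$, and the sum of the series has the entries of $[a,W]$. (The same splitting shows that $W$ is bounded.)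

(3) By Lemma~\ref{lem:toeplitz}(c), $\mathcal T(a)-A=\int\kappa(w)(\tau_wA-A)\,dw$. Lemmas~\ref{lem:translation}(b) and~\ref{lem:duality}(b) give $\|\mathcal T(a)-A\|_q\le\int|w|\kappa(w)\,dw\;\|\mathbf DA\|_q$. It remains to compare $\mathcal T(a)$ with $A_0$, that is, by Lemma~\ref{lem:toeplitz}(b), the lattice $\Lambda+s$ with $\Lambda$. Let $s\in\mathcal Q$ and $W=V_sV^*$. Then $WV=V_s$ and $V_s^*W=V^*$, so
\[
V_s^*a_sV_s-V^*aV=V_s^*(a_s-a)V_s+V_s^*aWV-V_s^*WaV=V_s^*(a_s-a)V_s+V_s^*[a,W]V .
\]
By (1), (2) and \eqref{eq:offdiag}, the $\mathfrak S^q$ norm is at most $C\|\mathbf DA\|_q$, uniformly in $s\in\mathcal Q$. Averaging over $\mathcal Q$ with Lemma~\ref{lem:duality}(b) gives $\|\mathcal T(a)-A_0\|_q\le C\|\mathbf DA\|_q$.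

(4) Let $f,g\in\mathcal S(\mathbb R^d)$. By \eqref{eq:intertwine},
\[
\langle Z_kf,A_0g\rangle-\langle f,A_0Z_kg\rangle=\langle\lambda_kVf+E_kf,aVg\rangle-\langle Vf,a(\lambda_kVg+E_kg)\rangle=\langle E_kf,aVg\rangle-\langle Vf,aE_kg\rangle ,
\]
because the diagonal operators $\lambda_k$ and $a$ commute and $\lambda_k$ is real. Thus $[Z_k,A_0]=E_k^*aV-V^*aE_k$. Each term has only the size of $a$, not of its gradient, so we must exhibit the cancellation. The same computation with $a$ replaced by $1$, where $V^*V=1$ commutes with $Z_k$, gives $E_k^*V=V^*E_k$, and hence $V^*M_k=V^*E_kV^*=E_k^*P$. Also $E_k=E_kV^*V=M_kV$. Therefore, using $PV=V$ in the last step,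
\[
V^*aE_k=V^*aM_kV=V^*[a,M_k]V+E_k^*PaV=V^*[a,M_k]V-E_k^*[a,P]V+E_k^*aV .
\]
So $[Z_k,A_0]=E_k^*[a,P]V-V^*[a,M_k]V$, and (2) with \eqref{eq:offdiag} gives the first bound. The second follows since $\|[Z_k,A]\|_q\le\|\mathbf DA\|_q$ by \eqref{eq:column}.

(5) We have $X_{\lambda\mu}=\langle\varphi_\lambda,A_1\varphi_\mu\rangle$ with $\varphi_\lambda\in\mathcal S(\mathbb R^d)$. By \eqref{eq:intertwine},
\[
(\lambda_k-\mu_k)X_{\lambda\mu}=\langle Z_k\varphi_\lambda-\psi_\lambda^k,A_1\varphi_\mu\rangle-\langle\varphi_\lambda,A_1(Z_k\varphi_\mu-\psi_\mu^k)\rangle ,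
\]
so $[\lambda_k,X]=V[Z_k,A_1]V^*-E_kA_1V^*+VA_1E_k^*$. Use (4) for the first term and (3) for the other two.
\end{proof}

Part (2) is the easy version of Proposition~\ref{prop:lattice}: for a matrix with entrywise decay one may sum over the diagonals, for every $q$. The matrix $X$ in (5) has no such decay.

\section{Proof of Theorem~\ref{thm:main}}\label{sec:proof}

Let $\hbar=1$ and let $A,B$ be bounded with $\|\mathbf DA\|_q,\|\mathbf DB\|_r<\infty$. Let $a,b$ be their smoothed symbols and $A=A_0+A_1$, $B=B_0+B_1$ with $A_0=V^*aV$, $B_0=V^*bV$. Then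
\[
[A,B]=[A_1,B_1]+[A_0,B_0]+[A_0,B_1]+[A_1,B_0],
\]
and we bound each term in $\mathfrak S^p$ by $C\|\mathbf DA\|_q\|\mathbf DB\|_r$.

\emph{The term $[A_1,B_1]$.} By H\"older's inequality its norm is at most $2\|A_1\|_q\|B_1\|_r$, and Lemma~\ref{lem:split}(3) applies to both factors.

\emph{The term $[A_0,B_0]$.} Since $VV^*=P$ and $PV=V$, we have $[A_0,B_0]=V^*(PaPbP-PbPaP)V$. Write the middle $P$ as $1-(1-P)$. The terms $PabP$ and $PbaP$ cancel because $ab=ba$, and
\[
PaPbP-PbPaP=-Pa(1-P)bP+Pb(1-P)aP .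
\]
Now $Pa(1-P)=-P[a,P]$ and $(1-P)bP=(1-P)[b,P]$, so, as $(1-P)^2=1-P$, we get $Pa(1-P)bP=-P[a,P](1-P)[b,P]$, and likewise with $a$ and $b$ exchanged. Hence $\|[A_0,B_0]\|_p\le2\|[a,P]\|_q\|[b,P]\|_r$, and Lemma~\ref{lem:split}(2) with $W=P$ applies to both factors.

\emph{The term $[A_0,B_1]$.} Let $X=VB_1V^*$. Since $V^*V=1$,
\[
[A_0,B_1]=V^*aVB_1V^*V-V^*VB_1V^*aV=V^*[a,X]V .
\]
Identify $\Lambda$ with $\mathbb Z^D$ by $(m,\pi n)\mapsto(m,n)$. The standard generators of $\mathbb Z^D$ correspond to vectors of length $1$ or $\pi$, so Lemma~\ref{lem:split}(1) gives $\|\nabla a\|_q\le2^d\pi D\|\mathbf DA\|_q$. The coordinates of $\mathbb Z^D$ are $\lambda_k$ or $\lambda_k/\pi$, so their commutators with $X$ have $\mathfrak S^r$ norm at most $C\|\mathbf DB\|_r$ by Lemma~\ref{lem:split}(5) applied to $B$ with exponent $r$. Proposition~\ref{prop:lattice} gives the bound.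

\emph{The term $[A_1,B_0]=-[B_0,A_1]$.} This is the previous term with $(A,q)$ and $(B,r)$ exchanged, and the hypotheses on $(q,r)$ are symmetric.

The first two terms are bounded for all exponents with $p\ge1$. The restrictions on $(q,r)$ enter only through Proposition~\ref{prop:lattice}, which is needed for both $(q,r)$ and $(r,q)$. \qed

\section{The three exceptional pairs}\label{sec:endpoints}

If $T=\operatorname{diag}(t_i)$ with distinct real $t_i$, then $[|T|,b]$ is obtained from $[T,b]$ by the Schur multiplier with symbol $(|t_i|-|t_j|)/(t_i-t_j)$. This symbol is bounded by $1$ since the absolute value is $1$-Lipschitz, but for $t_i>0>t_j$ of very different sizes it is close to $\pm1$, according to which of $|t_i|,|t_j|$ is larger. It therefore contains the sign multiplier of Lemma~\ref{lem:lipschitz}(b), which is unbounded on $\mathfrak S^1$ and $\mathfrak S^\infty$.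

\begin{lemma}\label{lem:matrices}
Let $\sigma\in\{1,\infty\}$ and $\Gamma>0$. There are distinct reals $t_1,\dots,t_N$ and an $N\times N$ matrix $b$ with $\|[|T|,b]\|_\sigma>\Gamma\|[T,b]\|_\sigma$, where $T=\operatorname{diag}(t_i)$.
\end{lemma}

\begin{proof}
Let $\operatorname{sgn}\circ\,H$ denote the matrix $(\operatorname{sgn}(i-j)H_{ij})$ for an $n\times n$ matrix $H$. Take $H_{ij}=\frac1{i-j}$ for $i\ne j$ and $H_{ii}=0$. Then $\|H\|_\infty\le\pi$ (Hilbert's inequality: $H$ is a compression of the operator of multiplication by $\sum_{k\ne0}e^{ik\vartheta}/k=i(\pi-\vartheta)$ on $L^2(0,2\pi)$). The matrix $\operatorname{sgn}\circ\,H$ has entries $\frac1{|i-j|}$, and testing on the unit vector $n^{-1/2}(1,\dots,1)$ gives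
\[
\|\operatorname{sgn}\circ\,H\|_\infty\ge\frac2n\sum_{k=1}^{n-1}\frac{n-k}k=2\sum_{k=1}^{n-1}\frac1k-\frac{2(n-1)}n\ge2(\log n-1).
\]
So the sign multiplier has norm at least $\frac2\pi(\log n-1)$ on $\mathfrak S^\infty$. Since $\operatorname{Tr}((\operatorname{sgn}\circ\,H)K)=-\operatorname{Tr}(H(\operatorname{sgn}\circ\,K))$ for all $H,K$, duality shows that its norm on $\mathfrak S^1$ is the same. Hence there are $n$ and an $n\times n$ matrix $H$ with $\|\operatorname{sgn}\circ\,H\|_\sigma>\Gamma\|H\|_\sigma$.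

Let $M>1$, $N=2n$, and take the points $M^i$ and $-M^i$, $1\le i\le n$. Let $b$ be the matrix whose only nonzero block has rows indexed by the points $M^i$, columns indexed by the points $-M^j$, and entries $H_{ij}/(M^i+M^j)$. The only nonzero block of $[T,b]$ is $H$, and that of $[|T|,b]$ has entries
\[
\frac{M^i-M^j}{M^i+M^j}H_{ij}=\tanh\Big(\frac{(i-j)\log M}2\Big)H_{ij}\longrightarrow\operatorname{sgn}(i-j)H_{ij}\qquad(M\to\infty).
\]
For $M$ large the strict inequality persists.
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:endpoints}]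
Let $\frac1q+\frac1r=\frac1p\le1$. If $q=1$ then $r=\infty$, and if $r=1$ then $q=\infty$. So if $(q,r)$ is none of the three listed pairs, then $q,r\in(1,\infty]$ are not both infinite, and \eqref{eq:main} holds by Theorem~\ref{thm:main} and Corollary~\ref{cor:scalar}. It remains to disprove \eqref{eq:main} for $(q,r)=(\infty,\sigma)$ and $p=\sigma\in\{1,\infty\}$; the pair $(1,\infty)$ follows by exchanging $A$ and $B$. Let $\hbar=1$. We place the points $t_i$ far apart on an axis of phase space, at scale $R$, so that the errors made in replacing $Z_1$ and $A$ by diagonal matrices become negligible.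

Fix distinct reals $t_1,\dots,t_N$ and a matrix $b$, and let $R\ge2/\min_{i\ne j}|t_i-t_j|$. Let $z_i=(Rt_ie_1,0)\in\mathbb R^D$ and $\phi_i=\pi(z_i)\varphi=\varphi(\cdot-Rt_ie_1)$. These functions have disjoint supports and norm $1$, so $J:\mathbb C^N\to L^2(\mathbb R^d)$, $\delta_i\mapsto\phi_i$, is an isometry.

\emph{The operator $B$.} Let $B=JbJ^*$, of finite rank. By \eqref{eq:shift}, $Z_kJ=J\operatorname{diag}((z_i)_k)+J_k$ with $J_k\delta_i=\pi(z_i)Z_k\varphi$. These vectors also have disjoint supports and equal norms, so $\|J_k\|_\infty=\|Z_k\varphi\|$. The diagonal matrix is $RT$ for $k=1$ and $0$ otherwise, so $[Z_k,B]=1_{k=1}RJ[T,b]J^*+J_kbJ^*-JbJ_k^*$. By \eqref{eq:column},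
\[
\|\mathbf DB\|_\sigma\le\sum_k\|[Z_k,B]\|_\sigma\le R\|[T,b]\|_\sigma+C\|b\|_\sigma .
\]

\emph{The operator $A$.} We quantize a compactly supported version of $|x_1|/R$. Let $\mathsf t=\max_i|t_i|$, $F_1(z)=\min\{|x_1|,(2\mathsf t-|z|)_+\}$ for $z=(x,\xi)$, $F_R(z)=F_1(z/R)$ and $A=\mathcal T(F_R)$. The function $F_R$ is nonnegative, compactly supported and $\frac1R$-Lipschitz, and $F_R(z_i)=\min\{|t_i|,2\mathsf t-|t_i|\}=|t_i|$. The operator $A$ is nonnegative with $\operatorname{Tr}A=(2\pi)^{-d}\int F_R<\infty$, hence self-adjoint and compact. By Lemma~\ref{lem:toeplitz}(a), $\|\tau_wA-A\|_\infty\le\|F_R(\cdot-w)-F_R\|_{L^\infty}\le|w|/R$. For the coordinate vectors $w$ of $\mathbb R^D$, the operators $\Gamma_w$ are the $Z_k$ up to sign, so Lemma~\ref{lem:translation}(a) gives $|\langle f,[Z_k,A]g\rangle|\le\frac1R\|f\|\|g\|$ for $f,g\in\mathcal S(\mathbb R^d)$. Thus $\|[Z_k,A]\|_\infty\le1/R$ and $\|\mathbf DA\|_\infty\le\sqrt{2d}/R$.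

\emph{The commutator.} Since $\mathcal T(1)=1$, we have $A-|t_i|=\mathcal T(F_R-F_R(z_i))$. As $\|\Pi_z\phi_i\|=|\langle\pi(z)\varphi,\phi_i\rangle|$, \eqref{eq:decay} gives
\[
\|A\phi_i-|t_i|\phi_i\|\le(2\pi)^{-d}\int\frac{|z-z_i|}R\,|\langle\pi(z)\varphi,\pi(z_i)\varphi\rangle|\,dz\le\frac CR .
\]
So $AJ=J|T|+\mathcal E$ with $\|\mathcal E\|_\infty\le C\sqrt N/R$, and $J^*A=|T|J^*+\mathcal E^*$ because $A$ is self-adjoint. Hence $[A,B]=J[|T|,b]J^*+\mathcal EbJ^*-Jb\mathcal E^*$ and $\|[A,B]\|_\sigma\ge\|[|T|,b]\|_\sigma-2C\sqrt N\|b\|_\sigma/R$.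

If \eqref{eq:main} held with a constant $C_*$, then
\[
\|[|T|,b]\|_\sigma-\frac{2C\sqrt N\|b\|_\sigma}R\le C_*\frac{\sqrt{2d}}R\big(R\|[T,b]\|_\sigma+C\|b\|_\sigma\big).
\]
Letting $R\to\infty$ gives $\|[|T|,b]\|_\sigma\le C_*\sqrt{2d}\,\|[T,b]\|_\sigma$ for all distinct $t_i$ and all $b$. This contradicts Lemma~\ref{lem:matrices} with $\Gamma=C_*\sqrt{2d}+1$.
\end{proof}

\begin{thebibliography}{1}

\bibitem{Lafleche}
Laurent Lafleche, \emph{Uncertainty Relation for the Wigner-Yanase Skew Information and Quantum Sobolev Inequalities}, arXiv:2508.15554 (2025).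

\end{thebibliography}
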